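# Mean entropy and sums of convex sets

## 1. Intervals on the line

Take a translation invariant quantum state on $\mathbb R^d$, restrict it to a bounded region, and divide the entropy of the restriction by the volume of the region. If the region is enlarged in a reasonable way, does this entropy per unit volume go down? "Enlarged in a reasonable way" will mean: a convex region $A$ is replaced by $A+B$ with $B$ convex. On the line the answer is yes, and the proof takes half a page. We begin with it.

**Setting.** Let $\mu$ be Lebesgue measure on $\mathbb R^d$. The regions are all bounded measurable sets $\Lambda\subset\mathbb R^d$; sets that differ by a $\mu$-null set are identified, and a null set carries the trivial algebra $\mathbb C$. Each region has a local algebra $\mathcal A_\Lambda$, represented on a Hilbert space $\mathcal H_\Lambda$, and we consider a translation invariant state on the inductive limit of these algebras. Its restriction to $\mathcal A_\Lambda$ is given by a density matrix $\rho_\Lambda$, whose entropy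 $S(\Lambda)=-\mathrm{Tr}\,\rho_\Lambda\log\rho_\Lambda$ is assumed finite. Of course $S\ge0$, and $S=0$ on null sets. The mean entropy of $\Lambda$ with $\mu(\Lambda)>0$ is $s(\Lambda)=S(\Lambda)/\mu(\Lambda)$. The following properties are required.

* **(i) Product property.** $\mathcal H_D=\mathcal H_A\otimes\mathcal H_C$ if $D=A\cup C$ and $A\cap C=\emptyset$.
* **(ii) Compatibility.** $\rho_A=\mathrm{Tr}_C\,\rho_D$ if $D=A\cup C$ and $A\cap C=\emptyset$.
* **(iii) Translation invariance.** For every $\mathbf x\in\mathbb R^d$ there is a unitary $U_{\mathbf x}:\mathcal H_\Lambda\to\mathcal H_{\Lambda+\mathbf x}$ implementing an isomorphism $\mathcal A_\Lambda\to\mathcal A_{\Lambda+\mathbf x}$, compatible with (i), and $\rho_{\Lambda+\mathbf x}=U_{\mathbf x}\rho_\Lambda U_{\mathbf x}^*$. In particular $S(\Lambda+\mathbf x)=S(\Lambda)$.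
* **(iv) Continuity.** Every bounded convex set $A$ can be approximated by sets $A_\nu$, each a finite union of half-open cubes $\varepsilon_\nu(\mathbf k+[0,1)^d)$, $\mathbf k\in\mathbb Z^d$, with $\varepsilon_\nu\to0$, such that $\mu(A\,\triangle\,A_\nu)\to0$ and $S(A_\nu)\to S(A)$.

A trivial example is $\mathcal H_\Lambda=\mathbb C$ for all $\Lambda$, with $S=0$. Systems with positive entropy are built in Section 3.

The tool on the line is strong subadditivity (Lieb–Ruskai 1973). For three tensor factors it says $S_{123}+S_2\le S_{12}+S_{23}$. Taking $2=X\cap Y$, $1=X\setminus Y$, $3=Y\setminus X$, properties (i) and (ii) turn it into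
$$S(X\cup Y)+S(X\cap Y)\le S(X)+S(Y)\tag{1}$$
for all regions $X,Y$. We also recall the Bernstein–Doetsch theorem: a midpoint concave function on an open interval that is bounded below there is concave.

**Theorem 1 (the line).** Let $d=1$, and let a system satisfy (i)–(iii). If $A,B\subset\mathbb R$ are bounded and convex, $\mu(A)>0$, $B\ne\emptyset$, and $D=\{x+y:\ x\in A,\ y\in B\}$, then $s(A)\ge s(D)$.

*Proof.* Up to null sets and translations $A=[0,t)$ and $D=[0,t')$ with $t'=\mu(A)+\mu(B)\ge t$. Put $f(t)=S([0,t))$ for $t>0$. Apply (1) to $X=[0,t)$ and $Y=[r,t+r)$ with $0<r<t$. The union is $[0,t+r)$ and the intersection $[r,t)$ is a translate of $[0,t-r)$. Hence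
$$2f(t)\ge f(t+r)+f(t-r),\qquad 0<r<t.\tag{2}$$
Any two points $0<a<b$ are of the form $t\mp r$ with $0<r<t$, so $f$ is midpoint concave on $(0,\infty)$. It is bounded below by $0$, hence concave. Let $0<\sigma<t<t'$ and write $t=\lambda\sigma+(1-\lambda)t'$, so that $1-\lambda=(t-\sigma)/(t'-\sigma)$. Then
$$f(t)\ge\lambda f(\sigma)+(1-\lambda)f(t')\ge\frac{t-\sigma}{t'-\sigma}\,f(t').$$
Let $\sigma\to0$: $f(t)\ge\frac t{t'}f(t')$, that is $f(t)/t\ge f(t')/t'$. $\square$

Note what was used at the end: the interval can be shrunk until its volume is $0$, and there the entropy is still nonnegative.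

## 2. Adding a segment in $\mathbb R^d$

For sets in $\mathbb R^d$ put $A\ast B=\{\mathbf x+\mathbf y:\ \mathbf x\in A,\ \mathbf y\in B\}$. For instance, the triangle with vertices $(0,0),(1,0),(0,1)$ plus the segment from $(0,0)$ to $(1,0)$ is the trapezoid with vertices $(0,0),(2,0),(1,1),(0,1)$. The following conjecture comes from Bernhard Baumgartner, "A partial ordering of sets, making mean entropy monotone", arXiv:math-ph/0103047 (2001), where (iv) is imposed for octagons in $\mathbb R^2$; the form of (iv) printed above is the intended extension.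

**Conjecture (ordering convex sets).** Consider a system with properties (i)–(iv). Let $A,B\subset\mathbb R^d$ be convex, bounded and measurable, $\mu(A)>0$, $B\neq\emptyset$, and $D=A\ast B$. Then $s(A)\ge s(D)$.

What changes when we leave the line? The sensible first step is to let $B$ be a segment and repeat the proof of Theorem 1. Let $e$ be a unit vector and $A_t=A\ast\{re:0\le r\le t\}$ for $t\ge0$. Up to null sets, a line parallel to $e$ that meets $A$ meets it in an interval $[\alpha,\beta]$ and meets $A_t$ in $[\alpha,\beta+t]$. Write $f(t)=S(A_t)$, and let $w$ be the $(d-1)$-dimensional measure of the projection of $A$ along $e$, so that $\mu(A_t)=\mu(A)+tw$.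

**Proposition 1.** (a) $2f(t)\ge f(t+r)+f(t-r)$ for $0\le r\le t$. Hence $f$ is concave on $(0,\infty)$. (b) If all the intervals $[\alpha,\beta]$ have the same length $p>0$ (a cylinder along $e$), then $s(A)\ge s(A_t)$ for all $t\ge0$.

*Proof.* (a) Apply (1) to $A_t$ and $A_t+re$. On each line these are $[\alpha,\beta+t]$ and $[\alpha+r,\beta+t+r]$, and they overlap because $r\le t$. Their union is $[\alpha,\beta+t+r]$, the fibre of $A_{t+r}$; their intersection is $[\alpha+r,\beta+t]$, the fibre of $A_{t-r}+re$. Concavity follows as before. (b) Now we may define $A_t$ also for $-p<t<0$, by the fibres $[\alpha,\beta+t]$. The same computation works for $0<r<p+t$, so $f$ is concave on $(-p,\infty)$ and nonnegative, while $\mu(A_t)=w(p+t)$. The end of the proof of Theorem 1 applies with $p+t$ in place of $t$. $\square$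

For a general $A$ the argument stops exactly at $t=0$. The sets $A$ and $A+re$ leave a gap on every fibre shorter than $r$, so their union is not $A_r$, and there is no concave continuation of $f$ down to volume $0$. What remains to be shown can be named precisely. If $f$ is continuous at $0$, then $s(A_t)\le s(A)$ means $\frac{f(t)-f(0)}t\le w\,s(A)$. By concavity the supremum of the left side over $t>0$ is the slope at $0$, so the conjecture for $A$ and all segments along $e$ is equivalent to
$$f'(0+)\le w\,s(A).\tag{3}$$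
The first layer added to $A$ must not be richer in entropy, per volume, than $A$ itself. We shall see that (3) can fail for $d\ge3$, and that for $d=2$ an inequality of this type can be proved. The full results are these.

**Theorem 2 (disproof).** For every $d\ge 3$ there are a system satisfying (i)–(iv), a compact convex $A$ with $\mu(A)>0$ and a segment $B$ such that $s(A)<s(A\ast B)$. One may also take $B$ compact convex with nonempty interior.

**Theorem 3 (size of the violation).** Let $d=i+j+m$ with $i,j,m\ge1$ and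
$$R=\binom{i+m}{m}\binom{j+m}{m}\Big/\binom{d}{m}>1 .$$
For every $\eta>0$ there are a system satisfying (i)–(iv) and $A,B$ as in the conjecture with $s(A\ast B)/s(A)\ge R-\eta$. For $d=3$ this gives $R=4/3$. For $i=j=m=d/3$ it gives $R=(4/3)^{d+o(d)}$.

**Theorem 4 (the plane).** For $d=2$ the conjecture holds for all convex $A,B$ if (iv) is strengthened to

> (iv\*) if $\Lambda_n\subset W$ with $W$ bounded and $\mu(\Lambda_n)\to0$, then $S(\Lambda_n)\to0$.

Condition (iv\*) implies (iv), and the systems constructed for Theorems 2 and 3 satisfy (iv\*). So for systems obeying (i)–(iii) and (iv\*), the conjecture is true exactly when $d\le2$.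

Theorem 4 is not claimed under the bare condition (iv).

## 3. Random coherent states

We need systems whose entropy can be computed for every region.

**Recollection.** For a Hilbert space $\mathcal K$ let $\Gamma(\mathcal K)=\bigoplus_{r\ge0}\mathcal K^{\otimes_{\rm sym}r}$ be the symmetric Fock space, with vacuum $\Omega$. There is a canonical identification $\Gamma(\mathcal K_1\oplus\mathcal K_2)=\Gamma(\mathcal K_1)\otimes\Gamma(\mathcal K_2)$. The normalized coherent vector of $f\in\mathcal K$ is
$$W(f)=e^{-\|f\|^2/2}\bigoplus_{r\ge0}\frac{f^{\otimes r}}{\sqrt{r!}},\qquad \langle W(f),W(f')\rangle=e^{-\|f\|^2/2-\|f'\|^2/2+\langle f,f'\rangle}.$$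
It depends continuously on $f$ in norm, and $W(f_1\oplus f_2)=W(f_1)\otimes W(f_2)$.

**Example 1.** For $\mathcal K=\mathbb C$ we have $\Gamma(\mathbb C)=\ell^2(\mathbb N_0)$ with number basis $|q\rangle$, and $W(\alpha)=e^{-|\alpha|^2/2}\sum_q\frac{\alpha^q}{\sqrt{q!}}|q\rangle$: Poisson weights of mean $|\alpha|^2$.

**The system.** Split the coordinates of $\mathbb R^d$ as $(u,y)$ with $u\in\mathbb R^n$, $y\in\mathbb R^{d-n}$, $1\le n<d$. Fix $c>0$ and $M\in\mathbb N$, and put $F=\{0,\dots,M-1\}^n$, $N=M^n$, $e_k(u)=e^{2\pi ik\cdot u}$. Let $\mathcal H_\Lambda=\Gamma(L^2(\Lambda))$ and $\mathcal A_\Lambda=\mathcal B(\mathcal H_\Lambda)$, and write $W_\Lambda(f)$ for the coherent vector of $f\in L^2(\Lambda)$. Let $\zeta=(\zeta_k)_{k\in F}$ be independent standard complex Gaussians, $\mathbb E|\zeta_k|^2=1$, and set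
$$\psi_\zeta(u,y)=\sqrt c\sum_{k\in F}\zeta_ke_k(u),\qquad \rho_\Lambda=\mathbb E\,|W_\Lambda(\psi_\zeta|_\Lambda)\rangle\langle W_\Lambda(\psi_\zeta|_\Lambda)| .$$
The wave $\psi_\zeta$ is constant in the direction $y$ and varies only with $u$, in $N$ modes. The integrand is a bounded, trace-norm continuous function of $\zeta$, so $\rho_\Lambda$ is a density matrix.

**Step 1: properties (i)–(iii).** For disjoint $A,C$ we have $L^2(A\cup C)=L^2(A)\oplus L^2(C)$, which gives (i); null sets carry $\Gamma(0)=\mathbb C$. For (ii), $W_D(f)=W_A(f|_A)\otimes W_C(f|_C)$ with unit vectors, so tracing out $C$ inside the expectation gives $\mathrm{Tr}_C\,\rho_D=\rho_A$. For (iii) let $U_{\mathbf x}$ be the second quantization of $f\mapsto f(\cdot-\mathbf x)$, which is compatible with (i) and maps $W_\Lambda(f)$ to $W_{\Lambda+\mathbf x}(f(\cdot-\mathbf x))$. Translating $\psi_\zeta$ replaces $\zeta_k$ by $\zeta_ke^{-2\pi ik\cdot u(\mathbf x)}$, where $u(\mathbf x)$ is the $u$-part of $\mathbf x$. The new coefficients have the same joint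 law, so $U_{\mathbf x}\rho_\Lambda U_{\mathbf x}^*=\rho_{\Lambda+\mathbf x}$.

**Step 2: the entropy.** The purpose is to diagonalize $\rho_\Lambda$. Let $V:\mathbb C^F\to L^2(\Lambda)$, $V\zeta=\psi_\zeta|_\Lambda$, and $G_\Lambda=V^*V$, the $N\times N$ matrix with entries
$$(G_\Lambda)_{kk'}=c\int_\Lambda\overline{e_k}\,e_{k'}\,d\mu .$$
Take a singular value decomposition $V=\sum_j\sqrt{\lambda_j}\,|f_j\rangle\langle\eta_j|$, where the $\eta_j$ are an orthonormal basis of $\mathbb C^F$, the $\lambda_j$ are the eigenvalues of $G_\Lambda$, and the $f_j$ with $\lambda_j>0$ are orthonormal. The variables $\zeta_j'=\langle\eta_j,\zeta\rangle$ are again independent standard complex Gaussians (a unitary change of variables), and $\psi_\zeta|_\Lambda=\sum_j\sqrt{\lambda_j}\,\zeta_j'f_j$. Splitting $\Gamma(L^2(\Lambda))$ along the orthogonal lines $\mathbb Cf_j$ and the rest, the coherent vector factorizes, the factors are independent, and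
$$\rho_\Lambda=\bigotimes_j\vartheta_{\lambda_j}\otimes|\Omega\rangle\langle\Omega|,\qquad\vartheta_\lambda=\mathbb E\,|W(\sqrt\lambda\,\zeta)\rangle\langle W(\sqrt\lambda\,\zeta)|$$
with one standard Gaussian $\zeta$ and $W$ as in Example 1. The phase of $\zeta$ is uniform, so off-diagonal elements of $\vartheta_\lambda$ vanish. Since $|\zeta|^2$ is exponential with mean $1$, the diagonal weights are
$$\int_0^\infty e^{-r}e^{-\lambda r}\frac{(\lambda r)^q}{q!}\,dr=\frac{\lambda^q}{(1+\lambda)^{q+1}} .$$
This distribution has mean $\lambda$, so its entropy is $-\sum_qp_q\big(q\log\lambda-(q+1)\log(1+\lambda)\big)$, that is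
$$g(\lambda)=(1+\lambda)\log(1+\lambda)-\lambda\log\lambda,\qquad g(0)=0.$$
Therefore
$$S(\Lambda)=\mathrm{Tr}\,g(G_\Lambda)<\infty .\tag{4}$$
Since $g'(\lambda)=\log\frac{1+\lambda}\lambda$ is positive and strictly decreasing, $g$ is continuous, increasing and strictly concave. Consequently $h(a)=g(a)/a$ is strictly decreasing on $(0,\infty)$.

**Step 3: continuity.** Because $|e_k|=1$, the entries satisfy $|(G_\Lambda-G_{\Lambda'})_{kk'}|\le c\,\mu(\Lambda\triangle\Lambda')$. As $G\mapsto\mathrm{Tr}\,g(G)$ is continuous on nonnegative matrices, $S(\Lambda_\nu)\to S(\Lambda)$ whenever $\mu(\Lambda_\nu\triangle\Lambda)\to0$. For convex bounded $A$ let $A_\nu$ be the union of the grid cubes of side $\varepsilon_\nu$ that meet $A$. It contains $A$ and lies within distance $\sqrt d\,\varepsilon_\nu$ of $A$; as the boundary of a convex set is null, $\mu(A_\nu\triangle A)\to0$. So (iv) holds. Moreover the largest eigenvalue of $G_\Lambda$ is at most its trace $cN\mu(\Lambda)$, so $S(\Lambda)\le N\,g(cN\mu(\Lambda))$, which gives (iv\*).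

**Example 2.** For $M=1$ the matrix is the number $c\mu(\Lambda)$, so $S(\Lambda)=g(c\mu(\Lambda))$ and $s(\Lambda)=c\,h(c\mu(\Lambda))$. The mean entropy depends on the volume only and decreases with it. As $\mu(A\ast B)\ge\mu(A)$ (it contains a translate of $A$), the conjecture holds here. One mode is not enough; we look at many.

## 4. The limit of many modes

Let $\ell_\Lambda(u)$ be the $(d-n)$-dimensional measure of the fibre of $\Lambda$ over $u$. With $M$ frequencies in each coordinate of $u$ one can localize in $u$ at scale $1/M$. One expects $M^n$ independent cells, where the cell at $u$ sees only its column of fibre measure $\ell_\Lambda(u)$ and behaves as in Example 2.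

**Proposition 2.** If $\ell=\ell_\Lambda$ is bounded, a.e. continuous, and vanishes a.e. outside $[0,1]^n$, then
$$\lim_{M\to\infty}M^{-n}S(\Lambda)=\int_{[0,1]^n}g(c\,\ell(u))\,du .\tag{5}$$

*Proof.* In $L^2([0,1]^n)$ let $P$ be the projection onto $\mathrm{span}\{e_k:k\in F\}$. By Fubini $(G_\Lambda)_{kk'}=c\langle e_k,\ell e_{k'}\rangle$, so $G_\Lambda$ is the matrix of $cP\ell P$ on $\mathrm{ran}\,P$.

**Lower bound.** Let $v$ run over an orthonormal eigenbasis of $P\ell P$ on $\mathrm{ran}\,P$. Its eigenvalues are $\langle v,\ell v\rangle=\int\ell|v|^2$. Jensen's inequality for the concave $g$ and the probability measure $|v|^2du$ gives $g(c\langle v,\ell v\rangle)\ge\int g(c\ell)|v|^2du$. Summing over $v$ and computing the trace in the basis $e_k$,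
$$S(\Lambda)\ge\mathrm{Tr}\,P\,g(c\ell)P=\sum_{k\in F}\int g(c\ell)|e_k|^2du=N\int g(c\ell)\,du .$$

**Upper bound.** We use localized vectors. For $j\in\{0,\dots,M-1\}^n$ let $d_j=N^{-1/2}\sum_{k\in F}e_k(\cdot-j/M)$. Then $\langle d_j,d_{j'}\rangle=N^{-1}\sum_{k\in F}e^{2\pi ik\cdot(j-j')/M}=\delta_{jj'}$, so the $N$ vectors $d_j$ form an orthonormal basis of $\mathrm{ran}\,P$. For any nonnegative matrix $K$ with eigenvectors $v$ and eigenvalues $\kappa_v$, Jensen gives
$$\langle d_j,g(K)d_j\rangle=\sum_v|\langle v,d_j\rangle|^2g(\kappa_v)\le g(\langle d_j,Kd_j\rangle).$$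
Summing with $K=cP\ell P$ gives $S(\Lambda)\le\sum_jg(c\langle d_j,\ell d_j\rangle)$. Now $|d_j(u)|^2=\Phi_M(u-j/M)$ with $\Phi_M=N^{-1}|\sum_{k\in F}e_k|^2$, a product of Fejér kernels $\frac1M\frac{\sin^2\pi Mu}{\sin^2\pi u}$: it is nonnegative and even, has integral $1$ over the torus, and concentrates at $0$. So $\langle d_j,\ell d_j\rangle=\ell_M(j/M)$ with $\ell_M=\ell\ast\Phi_M$ on the torus. Let $u$ be a point of continuity of $\ell$ in the open cube. As $v\to u$ and $M\to\infty$,
$$|\ell_M(v)-\ell(u)|\le\int|\ell(v-\xi)-\ell(u)|\,\Phi_M(\xi)\,d\xi\to0,$$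
because for small $\xi$ the integrand factor is small, and the rest carries vanishing mass with bounded $\ell$. In particular $\ell_M(\lfloor Mu\rfloor/M)\to\ell(u)$ for a.e. $u$. Hence, by dominated convergence,
$$\frac1N\sum_jg(c\,\ell_M(j/M))=\int_{[0,1]^n}g\big(c\,\ell_M(\lfloor Mu\rfloor/M)\big)du\to\int g(c\ell)\,du.\qquad\square$$

For large $M$, then, a column of fibre measure $a$ contributes entropy proportional to $g(ca)$ and volume $a$. Its entropy per volume is proportional to $g(ca)/a$, which decreases in $a$: short columns are rich.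

**Example 3 (a triangle in the plane).** Let $d=2$, $n=1$, $c=1$, $A=\{0\le u\le\frac12,\ 0\le y\le1-2u\}$ and $B=[0,\frac12]\times\{0\}$. Then $\ell_{A\ast B}=1$ on $[0,\frac12]$ and $2-2u$ on $[\frac12,1]$. The sliding has added only columns of the maximal length $1$, the poorest ones. With $I_0=\int_0^1g(a)\,da$, (5) gives $s(A)/M\to\frac{I_0/2}{1/4}=2I_0$ and $s(A\ast B)/M\to\frac{(g(1)+I_0)/2}{3/4}=\frac23(g(1)+I_0)$. Strict concavity and $g(0)=0$ give $g(a)>a\,g(1)$ on $(0,1)$, so $2I_0>g(1)$ and the limit for $A\ast B$ is smaller. This agrees with the conjecture. To break it, sliding must add short columns preferentially. That needs a third direction, along which the column length varies while the sliding goes on in another.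

## 5. A wedge in three dimensions

**Proof of Theorem 2.** Write points of $\mathbb R^d$, $d\ge3$, as $(x,y,z,t)$ with $t\in\mathbb R^{d-3}$. Use the system of Section 3 with $u=(x,z)$, $n=2$, $c=1$; the fibre variables are $y,t$. Let
$$A=\Big\{0\le z\le1,\ 0\le y\le1-z,\ 0\le x\le\frac{1-z}2\Big\}\times[0,1]^{d-3},\qquad B=\Big\{(x,0,0,0):0\le x\le\frac12\Big\}.$$
Then $A$ is compact and convex, and
$$D=A\ast B=\Big\{0\le z\le1,\ 0\le y\le1-z,\ 0\le x\le\frac{1-z}2+\frac12\Big\}\times[0,1]^{d-3}.$$

**Step 1: the limits.** Both projections to the $(x,z)$-plane are convex sets in $[0,1]^2$. On them $\ell=1-z$, outside $\ell=0$, so Proposition 2 applies. With $a=1-z$ and $I_k=\int_0^1a^kg(a)\,da$,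
$$\mu(A)=\int_0^1\frac{a^2}2\,da=\frac16,\qquad\mu(D)=\int_0^1\frac{a(a+1)}2\,da=\frac5{12},$$
$$\frac{S(A)}{M^2}\to\int_0^1\frac a2\,g(a)\,da=\frac12I_1,\qquad\frac{S(D)}{M^2}\to\frac12(I_0+I_1).$$

**Step 2: comparison.** Hence
$$\lim_{M\to\infty}\frac{s(D)-s(A)}{M^2}=\frac65(I_0+I_1)-3I_1=\frac35\,(2I_0-3I_1).\tag{6}$$
In terms of $h(a)=g(a)/a$ we have $3I_1=\int_0^13a^2\,h(a)\,da$ and $2I_0=\int_0^12a\,h(a)\,da$. In $A$ the column length is distributed over the volume with density $3a^2$; in the added slab, with density $2a$, that is, shifted toward short columns. So we expect $2I_0>3I_1$. Indeed $2a-3a^2$ is positive on $(0,\frac23)$, negative on $(\frac23,1)$, and has integral $0$, while $h$ is strictly decreasing. So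
$$2I_0-3I_1=\int_0^1(2a-3a^2)\big(h(a)-h(\tfrac23)\big)\,da>0,$$
because the integrand is positive for $a\ne\frac23$. Thus $s(D)>s(A)$ for all sufficiently large $M$.

**Step 3: a body $B$ with interior.** Fix such an $M$. Let $B_\theta=[0,\frac12]\times[0,\theta]^{d-1}$. The compact sets $A\ast B_\theta$ decrease to $D$ as $\theta\downarrow0$, so $\mu((A\ast B_\theta)\triangle D)\to0$. By the continuity of $S$ in Step 3 of Section 3, $s(A\ast B_\theta)>s(A)$ for small $\theta>0$. $\square$

In the language of Section 2: with $B_t=\{0\le x\le t\}$, $t\le\frac12$, the limit of $f(t)/M^2$ is $\frac12I_1+tI_0$, of slope $I_0$. Here $w=\int_0^1a\,da=\frac12$ and $s(A)/M^2\to3I_1$, so in the limit (3) would read $2I_0\le3I_1$. This is exactly what fails.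

## 6. The size of the violation

**Proof of Theorem 3.** The wedge had one sliding, one fibre and one varying coordinate. Now take $i$, $j$ and $m$ of them. Write $(x,y,z)\in\mathbb R^i\times\mathbb R^j\times\mathbb R^m$, $u=(x,z)$, $n=i+m$, $\Sigma=\{z\ge0,\ |z|_1\le1\}$, $a=1-|z|_1$, and for $0<\lambda<1$
$$A=\{z\in\Sigma,\ x\in[0,\lambda a]^i,\ y\in[0,a]^j\},\qquad B=[0,1-\lambda]^i\times\{0\}\times\{0\}.$$
Since $a$ is affine on $\Sigma$, $A$ is compact and convex, and $A\ast B=D=\{z\in\Sigma,\ x\in[0,\lambda a+1-\lambda]^i,\ y\in[0,a]^j\}$. The projections of $A$ and $D$ to the $u$-space are convex and lie in $[0,1]^{i+m}$, and $\ell=a^j$ on them.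

**Step 1: $M\to\infty$.** Proposition 2 gives (a common factor $\lambda^i$ cancels in the part coming from $A$)
$$\frac{s(D)}{s(A)}\to\frac{\int_\Sigma(\lambda a+1-\lambda)^ig(ca^j)\,dz}{\int_\Sigma(\lambda a+1-\lambda)^ia^j\,dz}\cdot\frac{\int_\Sigma a^{i+j}\,dz}{\int_\Sigma a^ig(ca^j)\,dz}.$$

**Step 2: $\lambda\to0$, then $c\to\infty$.** As $\lambda\to0$ the first factor tends to $\int_\Sigma g(ca^j)\,dz/\int_\Sigma a^j\,dz$. From $g(x)=\log(1+x)+x\log(1+\frac1x)$ we get $\log(1+x)\le g(x)\le1+\log(1+x)$. Hence $g(ca^j)/\log c\to1$ for each $a>0$, and for $c\ge2$ this quotient is bounded by the constant $\sup_{c\ge2}(1+\log(1+c))/\log c$. By bounded convergence the limit is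
$$\frac{\mathsf E[a^{i+j}]}{\mathsf E[a^i]\,\mathsf E[a^j]},$$
where $\mathsf E$ is the uniform average over $\Sigma$.

**Step 3: evaluation.** Under $\mathsf E$ the variable $|z|_1$ has density $mt^{m-1}$ on $[0,1]$, so
$$\mathsf E[a^k]=\int_0^1mt^{m-1}(1-t)^k\,dt=\frac{m!\,k!}{(m+k)!}=\binom{m+k}m^{-1}.$$
As $i+j+m=d$, the limit is $R$. Choosing first $c$ large, then $\lambda$ small, then $M$ large, we reach $s(D)/s(A)\ge R-\eta$.

**Step 4: $R>1$ and its growth.** With $a'$ an independent copy of $a$,
$$\mathsf E[a^{i+j}]-\mathsf E[a^i]\mathsf E[a^j]=\tfrac12\,\mathsf E\big[(a^i-a'^i)(a^j-a'^j)\big]>0,$$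
since both factors have the sign of $a-a'$ (Chebyshev's correlation inequality). For $i=j=m=1$, $R=2\cdot2/3=4/3$. For $i=j=m=d/3$, Stirling's formula gives $R=\binom{2m}m^2/\binom{3m}m=\big(16\cdot\tfrac4{27}\big)^{m+o(m)}=(64/27)^{m+o(m)}=(4/3)^{d+o(d)}$. $\square$

## 7. Conditional entropy and trains of translates

We turn to Theorem 4. The systems above satisfy (iv\*) by Step 3 of Section 3, which is one of its assertions. From now on a system satisfies (i)–(iii) and (iv\*).

For disjoint $X,C$ put $S(X|C)=S(X\cup C)-S(C)$. This may be negative. It is invariant under simultaneous translation of $X$ and $C$, and obeys the chain rule $S(X\cup X'|C)=S(X|C)+S(X'|X\cup C)$. The textbook facts, in this notation, are: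

* **(SSA)** $S(X|C')\le S(X|C)$ if $C\subset C'$ and $X\cap C'=\emptyset$; this is (1). With the chain rule, $S(X\cup X'|C)\le S(X|C)+S(X'|C)$.
* **(WM)** $S(Z|C)+S(Z|C'')\ge0$ for pairwise disjoint $Z,C,C''$. This is the companion form $S_1+S_3\le S_{12}+S_{23}$ of strong subadditivity (Lieb–Ruskai 1973).
* **(AL)** $|S(X\cup Y)-S(X)|\le S(Y)$ for disjoint $X,Y$. This is subadditivity together with the Araki–Lieb inequality (1970).

**Example 4.** If $X$ and $C$ are two qubits in a pure maximally entangled state, then $S(X\cup C)=0$ and $S(C)=\log2$, so $S(X|C)=-\log2$.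

**Continuity of $S$.** For bounded $W$ put $\omega_W(v)=\sup\{S(\Lambda):\Lambda\subset W,\ \mu(\Lambda)\le v\}$. Then $\omega_W(v)\to0$ as $v\to0$; otherwise there would be $\Lambda_n\subset W$ with $\mu(\Lambda_n)\to0$ and $S(\Lambda_n)$ bounded away from $0$. Cutting $W$ into finitely many pieces so small that each of their subsets has entropy at most $1$, subadditivity gives $S_W:=\sup_{\Lambda\subset W}S(\Lambda)<\infty$. For $X,Y\subset W$, comparing both with $X\cap Y$ by (AL),
$$|S(X)-S(Y)|\le S(X\setminus Y)+S(Y\setminus X)\le2\,\omega_W(\mu(X\triangle Y)).\tag{7}$$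
So $S$ is continuous in measure on subsets of $W$. In particular (iv\*) implies (iv), in every dimension: use the sets $A_\nu$ from Step 3 of Section 3.

The next lemma bounds the conditional entropy of a small set by moving it along many disjoint copies of itself.

**Lemma 1 (trains).** Let $Z,Z+t,\dots,Z+(n-1)t$ be pairwise disjoint with union $U$.

(T1) If $C\supset\bigcup_{k=1}^{n-1}(Z+kt)$ and $C\cap Z=\emptyset$, then $S(Z|C)\le\frac1nS(U)$.

(T2) If $C\cap U=\emptyset$, then $S(Z|C)\ge-\frac1nS(U)$.

*Proof.* Build $U$ from its last piece backwards. By the chain rule and translation invariance,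
$$S(U)=\sum_{r=0}^{n-1}S\Big(Z\,\Big|\,\bigcup_{k=1}^r(Z+kt)\Big).$$
By (SSA) the terms are nonincreasing in $r$, so the last one is at most the average $S(U)/n$. Enlarging the condition to $C$ lowers it further, which is (T1). For (T2) put $C''=\bigcup_{k=1}^{n-1}(Z+kt)$. The sets $Z,C,C''$ are pairwise disjoint, so (WM) gives $S(Z|C)\ge-S(Z|C'')$, and $S(Z|C'')\le\frac1nS(U)$ by (T1). $\square$

## 8. Polygons with prescribed normals

We shall add and remove strips along the edges of a polygon, so we need coordinates in which an edge can be moved. Fix unit vectors $n_1,\dots,n_N$ in $\mathbb R^2$ in counterclockwise cyclic order, with consecutive angles $\alpha_i=\angle(n_i,n_{i+1})\in(0,\pi)$; since these add up to $2\pi$, $N\ge3$. Let $n_i^\perp$ be $n_i$ rotated by $+90^\circ$. For $k\in\mathbb R^N$ put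
$$\ell_i(k)=(\mathsf Jk)_i=\frac{k_{i-1}}{\sin\alpha_{i-1}}+\frac{k_{i+1}}{\sin\alpha_i}-\kappa_ik_i,\qquad\kappa_i=\cot\alpha_{i-1}+\cot\alpha_i,$$
$$\mathcal C=\{k:\ell_i(k)>0\ \forall i\},\qquad P(k)=\{x:x\cdot n_i\le k_i\ \forall i\}.$$
Let $p_i(k)$ be the point where the lines $x\cdot n_i=k_i$ and $x\cdot n_{i+1}=k_{i+1}$ meet; it depends linearly on $k$. The matrix $\mathsf J$ is symmetric with nonnegative off-diagonal entries, and $\mathcal C$ is open and convex.

**Example 5.** For the normals $(1,0),(0,1),(-1,0),(0,-1)$ all $\alpha_i=\pi/2$ and $\ell_i=k_{i-1}+k_{i+1}$: the right edge of a rectangle has as length the sum of the support numbers of top and bottom.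

**Lemma 2.**

(a) $p_i(k)-p_{i-1}(k)=\ell_i(k)\,n_i^\perp$. Hence $\sum_i\ell_i(k)\,n_i=0$.

(b) If $\mathsf Jk\ge0$, then $p_j(k)\cdot n_i\le k_i$ for all $i,j$, with equality for $j=i-1,i$.

(c) If $k\in\mathcal C$, then $P(k)$ is the convex hull of the $p_j(k)$. It is a polygon whose edge normals are exactly the $n_i$, with edges $[p_{i-1}(k),p_i(k)]$ of length $\ell_i(k)$ and support numbers $k_i$. Moreover $|P(k)|=\frac12\sum_ik_i\ell_i(k)$ and $\partial|P(k)|/\partial k_i=\ell_i(k)$.

(d) Let $B$ be a polygon with interior points, all of whose edge normals are among the $n_i$, and $h_i=\max_{x\in B}x\cdot n_i$. Then $p_i(h)\in B$, and $\ell_i(h)\ge0$ is the length of the edge of $B$ with normal $n_i$ ($0$ if there is none). If $A=P(a)$ with $a\in\mathcal C$, then $A+\varepsilon B=P(a+\varepsilon h)$ for $\varepsilon\ge0$.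

*Proof.* (a) Choose coordinates with $n_i=(0,1)$. Then $n_{i+1}=(-\sin\alpha_i,\cos\alpha_i)$ and $n_{i-1}=(\sin\alpha_{i-1},\cos\alpha_{i-1})$. On the line $y=k_i$ the point $p_i$ has $x=(k_i\cos\alpha_i-k_{i+1})/\sin\alpha_i$, and $p_{i-1}$ has $x=(k_{i-1}-k_i\cos\alpha_{i-1})/\sin\alpha_{i-1}$. The second minus the first is $\ell_i(k)$, and $n_i^\perp=(-1,0)$. Summing around the cycle gives $\sum\ell_in_i^\perp=0$, hence $\sum\ell_in_i=0$.

(b) Follow $p_j\cdot n_i$ along $j=i,i+1,\dots,i-1$ (cyclically). It starts at $k_i$ and ends at $p_{i-1}\cdot n_i=k_i$. The increment at step $j$ is $\ell_jn_j^\perp\cdot n_i=-\ell_j\sin\theta_j$, where $\theta_j\in(0,2\pi)$ is the counterclockwise angle from $n_i$ to $n_j$. So the sequence first decreases (while $\theta_j\le\pi$) and then increases, both in the weak sense, and never exceeds $k_i$.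

(c) Let $k\in\mathcal C$ and $Q=\mathrm{conv}\{p_j(k)\}$. In (b) the first increment ($\theta=\alpha_i$) is now strictly negative and the last ($\theta=2\pi-\alpha_{i-1}$) strictly positive, so $p_j\cdot n_i=k_i$ only for $j=i-1,i$. Thus the face of $Q$ in direction $n_i$ is $[p_{i-1},p_i]$, of length $\ell_i>0$. A direction strictly between $n_i$ and $n_{i+1}$ is $\alpha n_i+\beta n_{i+1}$ with $\alpha,\beta>0$; on $Q$ it is maximal only at the point on both lines, $p_i$. So $Q$ has no other edges, and it is the intersection of the half-planes of its edges, $P(k)$. The area is $\frac12\sum k_i\ell_i$ by the divergence theorem applied to the field $x$. It equals $\frac12k\cdot\mathsf Jk$ with $\mathsf J$ symmetric, so its gradient is $\mathsf Jk$.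

(d) No edge normal of $B$ lies strictly between $n_i$ and $n_{i+1}$. So one vertex $b_i$ of $B$ maximizes $x\cdot v$ for all $v$ in that open arc, and by continuity for $v=n_i$ and $v=n_{i+1}$. Hence $b_i=p_i(h)$. The face of $B$ in direction $n_i$ is $[b_{i-1},b_i]$, where $b_i$, the maximizer for directions slightly counterclockwise of $n_i$, is the end in direction $n_i^\perp$. By (a) its length is $\ell_i(h)\ge0$. Finally $\mathsf J(a+\varepsilon h)>0$, and $p_i(a+\varepsilon h)=p_i(a)+\varepsilon p_i(h)\in A+\varepsilon B$. So $P(a+\varepsilon h)\subset A+\varepsilon B$ by (c); the reverse inclusion is clear. $\square$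

By (d) applied to a polygon itself, every polygon with exactly the edge normals $n_i$ is $P(k)$ with $k\in\mathcal C$. For $A,B$ as in (d) put $L_i=\ell_i(a)$ and $2V(A,B)=\sum_ih_iL_i$. Then (c) and (d) give
$$|A+\varepsilon B|=|A|+2\varepsilon V(A,B)+O(\varepsilon^2).\tag{8}$$

For $Q=P(q)$ with $q\in\mathcal C$ write $\ell_i(Q)=\ell_i(q)$. Write $Q\preceq A$ if $\ell_j(Q)\le\ell_j(A)$ for all $j$.

**Lemma 3.** Let $A=P(a)$, $Q=P(q)$, $a,q\in\mathcal C$, $Q\preceq A$. Choose coordinates, and translate $A$ and $Q$, such that $n_i=(0,1)$ and the edges $i$ of $Q$ and $A$ are $[0,\ell]\times\{0\}$ and $[0,L]\times\{0\}$. Then $Q+(r,0)\subset A$ for all $r\in[0,L-\ell]$.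

*Proof.* Put $k=a-q$, so $\mathsf Jk\ge0$. By Lemma 2(b) all points $p_j(k)$ satisfy $p_j(k)\cdot n_{i'}\le k_{i'}$ for every $i'$. The points $c$ of the segment $[p_{i-1}(k),p_i(k)]$ do so too, hence $Q+c\subset P(q+k)=A$, and they satisfy $c\cdot n_i=k_i$. So $Q+c$ has its edge $i$ on the line of edge $i$ of $A$, inside that edge. The segment is parallel to the edge and has length $L-\ell$. So the translates of $[0,\ell]$ inside $[0,L]$ obtained in this way form a family of parameter length $L-\ell$, and these must be all $[r,r+\ell]$ with $0\le r\le L-\ell$. $\square$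

## 9. A strip on an edge

For $Q=P(q)$, $q\in\mathcal C$, and $\delta>0$ with $q+\delta\mathbf e_i\in\mathcal C$ (where $\mathbf e_i$ is the $i$-th unit vector of $\mathbb R^N$), put
$$T_{Q,i}=P(q+\delta\mathbf e_i)\setminus Q,\qquad F_{Q,i}(\delta)=S(T_{Q,i}|Q)=S(P(q+\delta\mathbf e_i))-S(Q).$$
This is the entropy gained when edge $i$ is pushed out by $\delta$.

**Shape of the strip.** Take coordinates with $n_i=(0,1)$ and edge $i$ of $Q$ equal to $[0,\ell]\times\{0\}$. For $0<y\le\delta$ the vector $q+y\mathbf e_i$ is in $\mathcal C$ by convexity, and the slice of $P(q+\delta\mathbf e_i)$ at height $y$ is the edge $i$ of $P(q+y\mathbf e_i)$. By the formulas in the proof of Lemma 2(a), with $\gamma=\cot\alpha_i$ and $\gamma'=\cot\alpha_{i-1}$,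
$$T_{Q,i}=\{0<y\le\delta,\ \gamma y\le x\le\ell-\gamma'y\},\qquad\gamma+\gamma'=\kappa_i .$$
Let $\kappa_i^+=\max(\kappa_i,0)$, $\ell'=\ell-\kappa_i^+\delta$ (positive, since $q$ and $q+\delta\mathbf e_i$ are in $\mathcal C$), and
$$Y(u,u')=\{0<y\le\delta,\ u+\gamma y<x\le u'+\gamma y\}.$$
Since $\ell'\le\ell-\kappa_iy$ for $0<y\le\delta$, up to null sets $T_{Q,i}$ is the disjoint union of the parallelogram $Y_Q=Y(0,\ell')$ and a small remainder
$$Z_Q=\{0<y\le\delta,\ \ell'+\gamma y<x\le\ell-\gamma'y\}$$
of width $\kappa_i(\delta-y)$ if $\kappa_i\ge0$ and $|\kappa_i|y$ if $\kappa_i<0$. Thus $\mu(Z_Q)\le|\kappa_i|\delta^2$, and $Z_Q$ lies within distance $O(\delta)$ of the vertex $(\ell,0)$, with a constant depending only on the normals. By the chain rule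
$$F_{Q,i}(\delta)=S(Y_Q|Q)+S(Z_Q|Q\cup Y_Q).\tag{9}$$

The key comparison says that pushing out an edge of a smaller polygon gains at least the proportional share of what the larger polygon gains.

**Lemma 4.** Let $Q\preceq A$, with $q,q+\delta\mathbf e_i,a,a+\delta\mathbf e_i\in\mathcal C$, $L=\ell_i(A)$ and $L'=L-\kappa_i^+\delta$. Then $S(Y_Q|Q)\ge\frac{\ell'}{L'}S(Y_A|A)$.

*Proof.* Normalize as in Lemma 3. Put $\varphi(u)=S(Y(0,u)|A)$ for $0\le u\le L'$ and $\varphi_Q(u)=S(Y(0,u)|Q)$ for $0\le u\le\ell'$. Both are continuous by (7) and vanish at $0$. Note $L'-\ell'=L-\ell$.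

**Increments.** For $0\le u\le u'\le\ell'$ and $0\le r\le L'-\ell'$, the chain rule, translation by $(r,0)$, and (SSA) with $Q+(r,0)\subset A$ (Lemma 3) give
$$\varphi_Q(u')-\varphi_Q(u)=S\big(Y(u+r,u'+r)\,\big|\,(Q+(r,0))\cup Y(r,u+r)\big)$$
$$\ge S\big(Y(u+r,u'+r)\,\big|\,A\cup Y(0,u+r)\big)=\varphi(u'+r)-\varphi(u+r).$$

**Two averages.** With $u=0$, $u'=\ell'$ we get
$$\varphi_Q(\ell')\ge\varphi(\ell'+r)-\varphi(r),\qquad0\le r\le L'-\ell'.$$
Using $r=0$ on $[0,b]$ and $r=L'-\ell'$ on $[b,\ell']$ we get
$$\varphi_Q(\ell')\ge\varphi(b)+\varphi(L')-\varphi(L'-\ell'+b),\qquad0\le b\le\ell'.$$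
Integrate the first over $r$ and the second over $b$, and add:
$$L'\varphi_Q(\ell')\ge\int_{\ell'}^{L'}\varphi-\int_0^{L'-\ell'}\varphi+\int_0^{\ell'}\varphi-\int_{L'-\ell'}^{L'}\varphi+\ell'\varphi(L')=\ell'\varphi(L'),$$
since all integrals cancel. $\square$

Next we show that corners contribute $o(\delta)$ and strips at most $O(\delta)$. Throughout, $W$ is a fixed bounded set large enough to contain all sets that occur, and $\omega=\omega_W$.

**Lemma 5.** Fix $A=P(a)$, $a\in\mathcal C$, $L_i=\ell_i(a)$. As $\delta\to0$: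

(a) If $Z\subset\mathrm{ball}(x,b\delta)$ with $x\in\partial A$ and $b$ fixed, $A\subset C\subset W$ and $Z\cap C=\emptyset$, then $S(Z|C)\le o(\delta)$, uniformly in $x,Z,C$.

(b) $S(Z_Q|Q\cup Y_Q)\ge-o(\delta)$, uniformly over all $Q$ in a fixed bounded region.

(c) $|F_{A,i}(\delta)|\le K\delta$ and $|S(Y_A|A)|\le K\delta$ for a constant $K$.

(d) $F_{Q,i}(\delta)\ge\frac{\ell_i(Q)}{L_i}F_{A,i}(\delta)-o(\delta)$, uniformly over $Q\preceq A$ in a fixed bounded region.

*Proof.* **A cone inside $A$.** Let $\mathrm{ball}(o,r_0)\subset A$ and $c_0=r_0/(2\,\mathrm{diam}A)$. If $x,z\in\partial A$, $|x-z|\le r_0/2$ and $w=(o-z)/|o-z|$, then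
$$\mathrm{ball}(x+rw,\,c_0r)\subset A\qquad\text{for }0\le r\le r_0.\tag{10}$$
Indeed, let $D_0=|o-z|$, so $r_0\le D_0\le\mathrm{diam}A$. The point $x+D_0w=o+(x-z)$ is within $r_0/2$ of $o$, so $\mathrm{ball}(x+D_0w,r_0/2)\subset A$. Contracting this ball toward $x\in A$ by the factor $r/D_0\le1$, convexity gives $\mathrm{ball}(x+rw,\frac{r\,r_0}{2D_0})\subset A$, and $\frac{r_0}{2D_0}\ge c_0$.

(a) We run a train into $A$. Take $z=x$, $b'=\max(b/c_0,3b)$ and $t=b'\delta w$. For $k\ge1$ with $kb'\delta\le r_0$, $Z+kt\subset\mathrm{ball}(x+kb'\delta w,b\delta)\subset A$ by (10), since $b\le c_0kb'$. The translates are disjoint because $|t|\ge3b\delta$. With $n=\lfloor r_0/(b'\delta)\rfloor$, (T1) gives $S(Z|C)\le\frac1n\,\omega(n\pi b^2\delta^2)=O(\delta)\,\omega(O(\delta))=o(\delta)$.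

(b) We run a train away from $Q$. The set $Z_Q$ lies in the strip $\{q_i<x\cdot n_i\le q_i+\delta\}$, and $Q\cup Y_Q\subset\{x\cdot n_i\le q_i+\delta\}$. With $t=\delta n_i$ and $n=\lceil1/\delta\rceil$ the translates of $Z_Q$ lie in disjoint strips and avoid $Q\cup Y_Q$, and they stay in a bounded region. Their union has measure at most $n|\kappa_i|\delta^2\le2|\kappa_i|\delta$ for $\delta\le1$. By (T2), $S(Z_Q|Q\cup Y_Q)\ge-\delta\,\omega(2|\kappa_i|\delta)$.

(c) *Lower bounds.* (T2) with the same $t,n$, $C=A$ and $Z=T_{A,i}$ or $Z=Y_A$ gives $-\delta S_W$. *Upper bound for $Y_A$.* Cut $Y_A=Y(0,L')$ into boundedly many pieces $Y(u,u')$ with $u'-u\le r_0/2$. Each point of a piece is within $(1+|\gamma|)\delta$ of a point $(v,0)$ of edge $i$ with $u\le v\le u'$. Use (10) with $z=(u,0)$ and $x=(v,0)$, and the translations $kb'\delta w$. If $c_0b'\ge1+|\gamma|$, the translates with $k\ge1$ and $kb'\delta\le r_0$ lie in $A$. Since $o$ has distance at least $r_0$ from the line of edge $i$, $w\cdot n_i\le-r_0/\mathrm{diam}A$; if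 also $b'r_0/\mathrm{diam}A\ge1$, the translates lie in disjoint strips. With $n=\lfloor r_0/(b'\delta)\rfloor$, (T1) for $C=A$ bounds each piece by $S_W/n=O(\delta)$, and (SSA) adds the pieces: $S(Y_A|A)\le K\delta$. *Upper bound for $F_{A,i}$.* By (9) it equals $S(Y_A|A)+S(Z_A|A\cup Y_A)$, and the last term is $\le o(\delta)$ by (a), as $Z_A$ is within $O(\delta)$ of a vertex.

(d) Let $\ell=\ell_i(Q)$ and $L=L_i$. By (9), Lemma 4 and (b), $F_{Q,i}(\delta)\ge\frac{\ell'}{L'}S(Y_A|A)-o(\delta)$. Here $\frac{\ell'}{L'}-\frac\ell L=\frac{\kappa_i^+\delta(\ell-L)}{LL'}=O(\delta)$ and $|S(Y_A|A)|\le K\delta$, so we may replace $\frac{\ell'}{L'}$ by $\frac\ell L$. Finally $S(Y_A|A)=F_{A,i}(\delta)-S(Z_A|A\cup Y_A)\ge F_{A,i}(\delta)-o(\delta)$ by (a), and $0\le\frac\ell L\le1$. $\square$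

## 10. Peeling at the right speed: a crystalline flow

Let $A=P(a)$ with $a\in\mathcal C$, $L_i=\ell_i(a)$. Let $B$ be a polygon with $0\in\mathrm{int}\,B$, all of whose edge normals are among the $n_i$, and $h_i>0$ its support numbers. We want the planar analogue of (3): the initial growth rate of $S(A+\varepsilon B)$ should be at most $\frac{2V(A,B)}{|A|}S(A)$. Heuristically write $\varphi_i$ for $F_{A,i}(\delta)/\delta$. The growth rate is at most $\sum_ih_i\varphi_i$. Now shrink $A$ to nothing, letting edge $i$ move inward with speed $v_i(s)$ and length $\ell_i(s)$, not longer than $L_i$. By Lemma 5(d), peeling removes entropy at rate at least $\sum_iv_i\frac{\ell_i}{L_i}\varphi_i$. Total entropy is what has been removed plus something nonnegative, so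
$$S(A)\ge\sum_i\Big(\frac1{L_i}\int\ell_iv_i\,ds\Big)\varphi_i .$$
We want the right side to be $\tau\sum_ih_i\varphi_i$ with $\tau=|A|/2V(A,B)$. Since nothing is known about the individual $\varphi_i$, we want $\int\ell_iv_i\,ds=\tau h_iL_i$ for every $i$.

The first choice would be $v_i=h_i$, peeling off uniformly in the gauge $B$. Try it on a rectangle of width $X$ and height $Y<X$, with $B=[-1,1]^2$, $h_i=1$. The process ends at $s=Y/2$. For the right edge, $\int_0^{Y/2}(Y-2s)\,ds=\frac{Y^2}4$, whereas we need $\tau Y=\frac{XY^2}{2(X+Y)}$, which is larger because $\frac X{X+Y}>\frac12$. For the top edge, $\int_0^{Y/2}(X-2s)\,ds=\frac{XY}2-\frac{Y^2}4$ exceeds the required $\tau X=\frac{X^2Y}{2(X+Y)}$ by $\frac{Y^2(X-Y)}{4(X+Y)}$. The long edges get too much, the short ones too little. The cure is to make the integrand constant: $v_i=h_iL_i/\ell_i$. Then every $i$ has the right weight at every moment, provided that the flow runs until the area is used up and that the edges never become longer than at the start.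

In the rectangle, with width $x$ and height $y$, this flow is $x'=-2Y/y$, $y'=-2X/x$. Then $xy=XY-2(X+Y)s$ and $x/X=(y/Y)^{Y/X}$, so $x/X=(xy/XY)^{Y/(X+Y)}$. Both sides shrink monotonically and vanish together at $s=\tau=\frac{XY}{2(X+Y)}$. In general:

**Lemma 6.** Put $c_i=h_iL_i$. The solution of $k_i'=-v_i$, $v_i=c_i/\ell_i(k)$, $k(0)=a$, exists in $\mathcal C$ on $[0,\tau)$ with $\tau=|A|/\sum_ic_i$, and each $\ell_i(k(s))$ is nonincreasing.

*Proof.* Let $[0,s^*)$ be the maximal interval of existence in the open set $\mathcal C$, and $K_s=P(k(s))$. By Lemma 2(c), $\frac d{ds}|K_s|=\sum_i\ell_ik_i'=-\sum_ic_i$, so $s^*\le\tau$.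

**Step 1: monotonicity.** Put $y=\mathsf Jv=-\frac d{ds}\ell$. From $v_i=c_i/\ell_i$ we get $v_i'=c_iy_i/\ell_i^2$, hence
$$y'=\mathsf J\,\mathrm{diag}(c_i/\ell_i^2)\,y .$$
The matrix $\mathsf M(s)$ of this linear system has nonnegative off-diagonal entries. On a compact subinterval choose $\beta$ with $\mathsf M+\beta I\ge0$ entrywise. Then $\tilde y=e^{\beta s}y$ solves $\tilde y'=(\mathsf M+\beta I)\tilde y$, and its Picard iteration from a nonnegative initial value has nonnegative terms only. Here $v_i(0)=c_i/L_i=h_i$, so $y(0)=\mathsf Jh\ge0$ by Lemma 2(d). Thus $y\ge0$ and every $\ell_i$ is nonincreasing.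

**Step 2: the limit at an early singularity.** Suppose $s^*<\tau$. The $k_i$ decrease, so $K_s\subset A$ and $k_i(s)\ge\min_{x\in A}x\cdot n_i$. Hence $k(s)\to k^*$, with $\mathsf Jk^*\ge0$, and $\lim_{s\to s^*}|K_s|=|A|-s^*\sum c_i>0$. If all $\ell_j(k^*)$ were positive, $k^*$ would be in $\mathcal C$ and the solution could be continued. So some $\ell_j(k^*)=0$. Call $i$ surviving if $\ell_i(k^*)>0$.

**Step 3: survivors on both sides.** Consecutive surviving normals enclose an angle less than $\pi$. Otherwise all surviving normals lie in a closed half-plane $\{x\cdot\nu\ge0\}$. Since $\sum_i\ell_i(k^*)n_i=0$ by Lemma 2(a), all surviving normals are then orthogonal to $\nu$, so all differences $p_i(k^*)-p_{i-1}(k^*)=\ell_i(k^*)n_i^\perp$ are parallel and the $p_j(k^*)$ lie on one line. But $K_s=\mathrm{conv}\{p_j(k(s))\}$ and $p_j(k(s))\to p_j(k^*)$, so $|K_s|\to0$, a contradiction. Let $\bar p,\bar q$ be the consecutive survivors around the vanishing index $j$. Then $n_j=\alpha n_{\bar p}+\beta n_{\bar q}$ with $\alpha,\beta>0$.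

**Step 4: contradiction.** Put $f_j=\alpha k_{\bar p}+\beta k_{\bar q}-k_j$. For $s<s^*$, $k_j=\max_{K_s}x\cdot n_j\le\alpha k_{\bar p}+\beta k_{\bar q}$, so $f_j\ge0$. As $s\to s^*$, $f_j\to0$: the edges strictly between $\bar p$ and $\bar q$ have length $0$ in the limit, so by Lemma 2(a) the points $p_{\bar p}(k^*)=\dots=p_{\bar q-1}(k^*)$ coincide, and this point lies on the lines $\bar p$, $\bar q$ and $j$, whence $k_j^*=\alpha k_{\bar p}^*+\beta k_{\bar q}^*$. But $f_j'=-\alpha v_{\bar p}-\beta v_{\bar q}+c_j/\ell_j\to+\infty$, since $v_{\bar p},v_{\bar q}$ stay bounded and $\ell_j\to0$. So $f_j$ is strictly increasing near $s^*$ with limit $0$, hence negative there. This is impossible, and $s^*=\tau$. $\square$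

## 11. Entropy along the flow

Put $\Gamma(\varepsilon)=\frac1\varepsilon\sum_iF_{A,i}(\varepsilon h_i)$; by Lemma 5(c) it is bounded for small $\varepsilon$. The next lemma makes the peeling heuristic exact. Since $F_{Q,i}$ concerns one edge moved by a finite amount, we discretize the flow.

**Lemma 7.** $S(A)\ge\tau\limsup_{\varepsilon\to0}\Gamma(\varepsilon)$.

*Proof.* Fix $\sigma\in(0,1)$ and $\eta\in(0,\tau)$; for $m\in\mathbb N$ let $\Delta=(\tau-\eta)/m$ and $s_j=j\Delta$, $0\le j\le m$. On $[0,\tau-\eta]$ the $v_i$ are bounded and the $\ell_i$ bounded below. Constants below depend on $\sigma,\eta$ but not on $\Delta,\varepsilon$. The factor $\sigma$ leaves room for discretization errors.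

**Step 1: the grid polygons.** Let
$$N_i(j)=\Big\lfloor\frac{\sigma(a_i-k_i(s_j))}{\varepsilon h_i}\Big\rfloor,\qquad q_i(j)=\sigma a_i-\varepsilon h_iN_i(j).$$
Then $q(0)=\sigma a$, $N_i(j)$ is nondecreasing in $j$, and $0\le q_i(j)-\sigma k_i(s_j)<\varepsilon h_i$. Pass from $q(m)$ up to $q(0)$ through $q(m-1),\dots,q(1)$ by moves, each raising one coordinate $i$ by exactly $\varepsilon h_i$; between $q(j+1)$ and $q(j)$ there are $N_i(j+1)-N_i(j)$ moves of coordinate $i$. Every polygon $Q$ occurring there has a support vector within $O(\Delta+\varepsilon)$ of $\sigma k(s_j)$, so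
$$\ell_i(Q)=\sigma\,\ell_i(k(s_j))+O(\Delta+\varepsilon).\tag{11}$$
For small $\Delta,\varepsilon$ these numbers are positive; and by Lemma 6 they are at most $\sigma L_i+O(\Delta+\varepsilon)\le L_i$. So all these support vectors are in $\mathcal C$, and $Q\preceq A$.

**Step 2: telescoping.** Each move raises the entropy by $F_{Q,i}(\varepsilon h_i)$, with $Q$ the polygon before the move. There are $O(1/\varepsilon)$ moves. As $S(P(q(m)))\ge0$, Lemma 5(d) gives
$$S(\sigma A)\ge\sum_{\rm moves}F_{Q,i}(\varepsilon h_i)\ge\sum_i\Big(\sum_{\text{moves of }i}\frac{\ell_i(Q)}{L_i}\Big)F_{A,i}(\varepsilon h_i)-o(1)\qquad(\varepsilon\to0).\tag{12}$$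

**Step 3: the weights.** We have $\varepsilon h_i(N_i(j+1)-N_i(j))=q_i(j)-q_i(j+1)=\sigma\int_{s_j}^{s_{j+1}}v_i\,ds+O(\varepsilon)$. Multiply by (11) and sum over the $m=O(1/\Delta)$ values of $j$. Since $\ell_i(k(s))$ is Lipschitz in $s$ on $[0,\tau-\eta]$,
$$\varepsilon h_i\sum_{\text{moves of }i}\ell_i(Q)=\sigma^2\int_0^{\tau-\eta}\ell_iv_i\,ds+O(\Delta)+O(\varepsilon/\Delta+\varepsilon)=\sigma^2(\tau-\eta)h_iL_i+O(\Delta)+O(\varepsilon/\Delta+\varepsilon),$$
because $\ell_iv_i=c_i=h_iL_i$. Divide by $\varepsilon h_iL_i$, insert into (12) and use $|F_{A,i}(\varepsilon h_i)|=O(\varepsilon)$: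
$$S(\sigma A)\ge\sigma^2(\tau-\eta)\,\Gamma(\varepsilon)-K'\Delta-K'\varepsilon/\Delta-o(1).$$

**Step 4: limits.** Let $\varepsilon\to0$ along a sequence realizing the limsup, then $\Delta\to0$, $\eta\to0$, $\sigma\to1$. By (7), $S(\sigma A)\to S(A)$. $\square$

**Lemma 8.** $S(A+\varepsilon B)-S(A)\le\varepsilon\,\Gamma(\varepsilon)+o(\varepsilon)$.

*Proof.* By Lemma 2(d), $A+\varepsilon B=\{x\cdot n_i\le a_i+\varepsilon h_i\ \forall i\}$. The sets $T_{A,i}$ with thickness $\varepsilon h_i$ consist of its points that violate exactly the one constraint $x\cdot n_i\le a_i$, so they are pairwise disjoint. What remains of $(A+\varepsilon B)\setminus A$ are points violating at least two constraints. If, for a sequence $\varepsilon\to0$, such points violate the constraints of a fixed index set, a limit point lies in $A$ and on all the corresponding edges; so the set consists of two adjacent indices. Hence for small $\varepsilon$ exactly an adjacent pair $i,i+1$ is violated. Then $|x\cdot n_i-a_i|$ and $|x\cdot n_{i+1}-a_{i+1}|$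 are $O(\varepsilon)$, and as $n_i,n_{i+1}$ are linearly independent, $x$ is within $O(\varepsilon)$ of the vertex $p_i(a)$. So there remain $N$ disjoint corner pieces. Adding $\bigcup_iT_{A,i}$ to $A$ raises the entropy by at most $\sum_iF_{A,i}(\varepsilon h_i)=\varepsilon\Gamma(\varepsilon)$, by (SSA). Adding the corner pieces one after another raises it by at most $o(\varepsilon)$ each, by Lemma 5(a). $\square$

Lemmas 7 and 8 together give the planar substitute for (3): for polygons $A,B$ with $0\in\mathrm{int}\,B$ and all edge normals of $B$ among those of $A$,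
$$\limsup_{\varepsilon\to0+}\frac{S(A+\varepsilon B)-S(A)}\varepsilon\le\frac{S(A)}\tau=\frac{2V(A,B)}{|A|}\,S(A).\tag{13}$$

## 12. From the growth rate to all planar convex sets

**Proof of Theorem 4.** That (iv\*) implies (iv) was shown in Section 7, and that the systems of Theorems 2 and 3 satisfy (iv\*) in Section 3. It remains to prove $s(A)\ge s(A\ast B)$ for $d=2$.

**Step 1: Hausdorff limits.** This step makes polygons sufficient. Let compact convex sets $K_n$ converge to $K$ in the Hausdorff metric, with $|K|>0$. We claim $\mu(K_n\triangle K)\to0$. Translate so that $\mathrm{ball}(0,r)\subset K$. If the Hausdorff distance is $\epsilon<r$, the support functions on unit vectors satisfy $|h_{K_n}-h_K|\le\epsilon\le\frac\epsilon rh_K$, so $(1-\frac\epsilon r)K\subset K_n\subset(1+\frac\epsilon r)K$, and the claim follows.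

**Step 2: polygons.** Let $A,B$ be polygons with interior points. Translating $B$, which only translates $A+B$, assume $0\in\mathrm{int}\,B$. Put $A_t=A+tB$ and $f(t)=S(A_t)/|A_t|$ for $t\in[0,1]$. By Step 1 and (7), $f$ is continuous. For $t\in(0,1)$ the polygon $A_t$ has all normals of $B$ among its own, and $A_t+\varepsilon B=A_{t+\varepsilon}$. So (13) and (8) apply to $(A_t,B)$, and in
$$\frac{f(t+\varepsilon)-f(t)}\varepsilon=\frac1{|A_{t+\varepsilon}|}\cdot\frac{S(A_{t+\varepsilon})-S(A_t)}\varepsilon-\frac{S(A_t)}{|A_t|\,|A_{t+\varepsilon}|}\cdot\frac{|A_{t+\varepsilon}|-|A_t|}\varepsilon$$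
the limsup as $\varepsilon\to0+$ is at most $\frac{2V(A_t,B)S(A_t)}{|A_t|^2}-\frac{2V(A_t,B)S(A_t)}{|A_t|^2}=0$.

**Step 3: integrating the Dini inequality.** For $\beta>0$ let $f_\beta(t)=f(t)-\beta t$, whose upper right Dini derivative on $(0,1)$ is negative. Suppose $f_\beta(t_1)<f_\beta(t_2)$ with $0<t_1<t_2<1$, and let $t_0$ be the largest $t\in[t_1,t_2]$ with $f_\beta(t)\le f_\beta(t_1)$. Then $t_0<t_2$ and $f_\beta>f_\beta(t_1)\ge f_\beta(t_0)$ on $(t_0,t_2]$, so the Dini derivative at $t_0$ is nonnegative, a contradiction. Thus $f_\beta$ is nonincreasing on $(0,1)$. Letting $\beta\to0$, $f$ is nonincreasing on $(0,1)$, and by continuity on $[0,1]$. So $s(A)=f(0)\ge f(1)=s(A+B)$.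

**Step 4: general convex sets.** Let $A,B$ be bounded and convex, $\mu(A)>0$, $B\ne\emptyset$. Choose polygons with interior points $A_n\to\bar A$, $B_n\to\bar B$ in the Hausdorff metric, for example convex hulls of finite $\frac1n$-nets plus the square $[0,\frac1n]^2$. Then $A_n+B_n\to\bar A+\bar B=\overline{A\ast B}$. The limits $\bar A$ and $\overline{A\ast B}$ are convex with positive measure, and boundaries of convex sets are null. So Step 1 gives $\mu(A_n\triangle A)\to0$ and $\mu((A_n+B_n)\triangle(A\ast B))\to0$. By Step 2, $s(A_n)\ge s(A_n+B_n)$, and by (7) both sides converge: $s(A)\ge s(A\ast B)$.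

**Step 5: the dimensions.** For systems obeying (i)–(iii) and (iv\*), the conjecture therefore holds for $d=1$ by Theorem 1 and for $d=2$ by Step 4. For every $d\ge3$ it fails by Theorem 2, whose systems satisfy (iv\*). $\square$
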